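# Level crossings of a Gaussian matrix pencil and the logarithmic energy of ellipses

## 1. A two by two pencil, by hand

Take two independent random real symmetric $2\times2$ matrices $A$ and $B$. Their off-diagonal entries are $N(0,1)$, their diagonal entries are $N(0,2)$, and everything is independent up to symmetry. For $\lambda\in\mathbb C$ put $C(\lambda)=A+\lambda B$. For which $\lambda$ do the two eigenvalues of $C(\lambda)$ coincide?

A symmetric matrix $\begin{pmatrix}p&q\\q&r\end{pmatrix}$ has eigenvalues $\frac{p+r}2\pm\frac12\sqrt{(p-r)^2+4q^2}$, so the square of their difference is $(p-r)^2+4q^2$. Put $\alpha_1=\frac{a_{11}-a_{22}}2$, $\alpha_2=a_{12}$, and similarly $\beta_1,\beta_2$ for $B$. These are four independent $N(0,1)$ variables. The squared eigenvalue difference of $C(\lambda)$ is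
$$\Delta_2(\lambda)=4\big[(\alpha_1+\lambda\beta_1)^2+(\alpha_2+\lambda\beta_2)^2\big]=4(\alpha+\lambda\beta)(\bar\alpha+\lambda\bar\beta),\qquad \alpha=\alpha_1+i\alpha_2,\quad \beta=\beta_1+i\beta_2 .$$

The variables $\alpha,\beta$ are independent rotation-invariant complex Gaussians with $\mathbb E|\alpha|^2=\mathbb E|\beta|^2=2$. So for each fixed $\lambda$ both factors are rotation-invariant complex Gaussians with second absolute moment $2(1+|\lambda|^2)$. That is, the squared modulus of each factor is $2(1+|\lambda|^2)E$ with $E$ a standard exponential variable. Since $\mathbb E\log E=-\gamma$ (Euler's constant),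
$$\tfrac12\,\mathbb E\log|\Delta_2(\lambda)|=\tfrac12\log(1+|\lambda|^2)+\tfrac12(3\log2-\gamma)\qquad\text{for every }\lambda\in\mathbb C. \tag{1}$$

The crossings are $-\alpha/\beta$ and its conjugate. Given $\beta$, the variable $-\alpha/\beta$ is complex Gaussian. Writing $|\beta|^2/2=E$, its density at $\lambda$ is $\mathbb E\big[\frac E\pi e^{-|\lambda|^2E}\big]=\frac1{\pi(1+|\lambda|^2)^2}$. This is the uniform law on the Riemann sphere, seen through stereographic projection.

Formula (1) is surprising if we look at the matrices. For real $\lambda$, $C(\lambda)$ is a real symmetric matrix with two real eigenvalues. For $\lambda=i$ it is a complex symmetric matrix whose entries have rotation-invariant laws. The law of $\log|\Delta_2(\lambda)|$ does see the difference. For real $\lambda$ the two factors are conjugate, $|\Delta_2|=8(1+\lambda^2)E$, and $\operatorname{Var}\log|\Delta_2|=\operatorname{Var}\log E=\pi^2/6$. For $\lambda=i$ the two factors are jointly Gaussian with $\mathbb E(\alpha+i\beta)(\bar\alpha+i\bar\beta)=2-2=0$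 and $\mathbb E(\alpha+i\beta)\overline{(\bar\alpha+i\bar\beta)}=\mathbb E(\alpha^2+\beta^2)=0$. They are therefore independent, and $\log|\Delta_2(i)|=\log16+\frac12(\log E_1+\log E_2)$ has variance $\pi^2/12$. So the law depends on the phase structure of the entries, while the mean depends on $\lambda$ only through $|\lambda|$.

Does this survive, to leading order, for large matrices?

## 2. The pseudocovariance parameter and the family $S_t$

**Definition (the model).** $A_n,B_n$ are independent $n\times n$ GOE matrices: real symmetric, entries $N(0,1)$ above the diagonal and $N(0,2)$ on it, independent up to symmetry. Put $C_n(\lambda)=A_n+\lambda B_n$. For a square matrix $M$ with eigenvalues $z_1,\dots,z_n$, the discriminant of its characteristic polynomial is $\Delta(M)=\prod_{i<j}(z_i-z_j)^2$, a polynomial in the entries. Write $\Delta_n(\lambda)=\Delta(C_n(\lambda))$.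

Throughout $n\ge2$ and $N=n(n-1)$. The discriminant has degree $N$ in the entries, so $\Delta(cM)=c^N\Delta(M)$. With $\lambda=x+iy$ and $\Delta_\lambda=\partial_x^2+\partial_y^2$ in the distributional sense, the empirical level-crossing measure is
$$\mu_n=\frac1{2\pi N}\Delta_\lambda\log|\Delta_n(\lambda)| .$$
Recall that $\frac1{2\pi}\Delta_\lambda\log|\lambda-\lambda_0|=\delta_{\lambda_0}$, so $\mu_n$ is $1/N$ times the zero-counting measure of $\Delta_n$. For $n=2$ it is $\frac12(\delta_{-\alpha/\beta}+\delta_{-\bar\alpha/\bar\beta})$.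

**Definition (pseudocovariance).** Let $\widehat C_n(\lambda)=C_n(\lambda)/\sqrt{1+|\lambda|^2}$. Its off-diagonal entries are centered complex Gaussians with $\mathbb E|\widehat C_{ij}|^2=1$ and
$$\mathbb E\,\widehat C_{ij}^2=\tau(\lambda):=\frac{1+\lambda^2}{1+|\lambda|^2}.$$

For example, $\tau=1$ for real $\lambda$ (real entries), $\tau(\pm i)=0$ (rotation-invariant entries), and $\tau(iy)=\frac{1-y^2}{1+y^2}$ takes all values in $(-1,1]$ as $y$ runs over $\mathbb R$.

Random functions $f_n$ tend to $0$ in probability in $L^1_{\rm loc}(\mathbb C)$ if $\mathbb P(\int_K|f_n|\,dx\,dy>\varepsilon)\to0$ for every compact $K$ and every $\varepsilon>0$. The following is stated as a conjecture in B. Shapiro, "Level Crossing in Random Matrices. III. Analogs of Girko's circular and Wigner's semicircle laws", arXiv:2604.25785 (2026).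

**Conjecture (pseudocovariance-independence).** There are deterministic constants $c_n$, independent of $\lambda$, such that $\frac1N\log|\Delta_n(\lambda)|=\frac12\log(1+|\lambda|^2)+c_n+o(1)$ in probability in $L^1_{\rm loc}(\mathbb C)$.

We shall prove it. Put
$$c_n=\tfrac12\log n-\tfrac14,\qquad F_n(\lambda)=\tfrac1N\log|\Delta_n(\lambda)|-\tfrac12\log(1+|\lambda|^2)-c_n,\qquad \omega=\frac{dx\,dy}{\pi(1+|\lambda|^2)^2}.$$
$C$ denotes absolute constants and $C_p$ constants depending only on $p$; both may change from line to line.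

**Theorem A.** For all $n\ge2$,
$$\sup_{\lambda\in\mathbb C}\mathbb E|F_n(\lambda)|\le C\,\frac{\log n}n .$$
Hence $\mathbb P(\int_K|F_n|\,dx\,dy>\varepsilon)\le C|K|\log n/(\varepsilon n)\to0$ for every compact $K$ and $\varepsilon>0$, and the conjecture holds with $c_n=\frac12\log n-\frac14$. It holds with constants $c_n'$ if and only if $c_n'-c_n\to0$.

**Theorem B.**

1. For real $\lambda$, $\mathbb EF_n(\lambda)=\frac{\log n}n+O(\frac1n)$. So with this $c_n$ the uniform rate in Theorem A cannot be improved.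
2. For $p\ge2$, $\mathbb E\int_{\mathbb C}|F_n|^p\,d\omega\le C_pn^{-p/2}$. For any coupling of the pairs $(A_n,B_n)$, almost surely $F_n\to0$ in $L^p(\omega)$ for all $p<\infty$, in particular in $L^1_{\rm loc}(\mathbb C)$.
3. Almost surely $\mu_n$ is a probability measure. For $\varphi\in C^2_c(\mathbb C)$, $\mathbb E|\int\varphi\,d\mu_n-\int\varphi\,d\omega|\le C\|\Delta\varphi\|_{L^1}\frac{\log n}n$. For any coupling, $\mu_n\to\omega$ weakly almost surely.
4. If $A^{(0)},\dots,A^{(m)}$ are independent $n\times n$ GOE matrices, then, with $C$ independent of $m$,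
$$\sup_{\lambda\in\mathbb C^{m+1}\setminus0}\mathbb E\Big|\tfrac1N\log\big|\Delta\big(\textstyle\sum_l\lambda_lA^{(l)}\big)\big|-\log\|\lambda\|-c_n\Big|\le C\,\frac{\log n}n .$$
5. Let $\tau(\lambda)=te^{2i\theta}$ with $t\in[0,1]$, let $\mu$ be the empirical eigenvalue distribution of $e^{-i\theta}\widehat C_n(\lambda)/\sqrt n$, and let $\sigma_t$ be the image of the uniform law on the unit disc under $(x,y)\mapsto((1+t)x,(1-t)y)$. For $\varphi\in C_c^1(\mathbb C)$, uniformly in $\lambda$,
$$\mathbb E\Big|\int\varphi\,d(\mu-\sigma_t)\Big|\le C\|\nabla\varphi\|_{L^2}\sqrt{\log n/n}+2\|\nabla\varphi\|_\infty/n .$$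

The first move is to replace the complex parameter $\lambda$ by one real parameter. For $t\in[0,1]$ let
$$a=\sqrt{(1+t)/2},\quad b=\sqrt{(1-t)/2},\quad S_t=aA_n+ibB_n,\quad F_{n,t}=\tfrac1N\log|\Delta(S_t)|-c_n .$$

**Lemma 1.** If $\tau(\lambda)=te^{2i\theta}$ with $t\in[0,1]$, then $\widehat C_n(\lambda)\overset d=e^{i\theta}S_t$ and $F_n(\lambda)\overset d=F_{n,t}$. Moreover $1-|\tau(\lambda)|^2=4y^2/(1+|\lambda|^2)^2$. Likewise $\sum_l\lambda_lA^{(l)}/\|\lambda\|\overset d=e^{i\theta}S_t$, where $te^{2i\theta}=\sum_l\lambda_l^2/\|\lambda\|^2$.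

*Proof.* The entries $\xi$ on and above the diagonal of $e^{-i\theta}\widehat C_n$ are independent centered Gaussian vectors in $\mathbb C=\mathbb R^2$. They satisfy $\mathbb E|\xi|^2=v$ and $\mathbb E\xi^2=e^{-2i\theta}\tau v=tv$, with $v=1$ off the diagonal and $v=2$ on it. Since $\mathbb E\xi^2=\mathbb E(\Re\xi)^2-\mathbb E(\Im\xi)^2+2i\,\mathbb E\Re\xi\,\Im\xi$ is the real number $tv$, the real and imaginary parts are uncorrelated with variances $v(1\pm t)/2$. The entries of $S_t$ have exactly these variances. From $\Delta(cM)=c^N\Delta(M)$ we get $F_n(\lambda)=\frac1N\log|\Delta(\widehat C_n(\lambda))|-c_n\overset d=F_{n,t}$, since the phase $e^{i\theta}$ does not change moduli. Next, $|\lambda\pm i|^2=1+|\lambda|^2\pm2y$, so $|1+\lambda^2|^2=|\lambda+i|^2|\lambda-i|^2=(1+|\lambda|^2)^2-4y^2$. The same computation of $\mathbb E|\xi|^2$ and $\mathbb E\xi^2$ gives the statement for several parameters. $\square$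

So the task is to show that $\mathbb E|F_{n,t}|\le C\log n/n$ for each $t\in[0,1]$, with $C$ independent of $t$. At $t=1$ the matrix is a GOE matrix; at $t=0$ it is a complex symmetric Gaussian matrix.

## 3. Every ellipse has logarithmic energy $-\frac14$

Let $\zeta_1,\dots,\zeta_n$ be the eigenvalues of $T=S_t/\sqrt n$. Since $\log|\Delta|=\sum_{i\ne j}\log|z_i-z_j|$, we have $\log|\Delta(S_t)|=\frac N2\log n+\sum_{i\ne j}\log|\zeta_i-\zeta_j|$, hence
$$NF_{n,t}=\sum_{i\ne j}\log|\zeta_i-\zeta_j|+\frac{N}4. \tag{2}$$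
The claim is therefore that the average of $\log|\zeta_i-\zeta_j|$ over pairs tends to $-\frac14$, whatever $t$ is. This average is a discrete version of a logarithmic energy.

**Definition (potential and energy).** For measures $\nu,\nu'$ with bounded compactly supported densities (possibly signed) let $U^\nu(\zeta)=\int\log|\zeta-\zeta'|\,d\nu(\zeta')$, $I(\nu,\nu')=\int U^\nu d\nu'$, $I(\nu)=I(\nu,\nu)$.

Example: let $\sigma_0$ be the uniform law on the unit disc. The function equal to $\frac12(|\zeta|^2-1)$ inside and $\log|\zeta|$ outside is $C^1$, has Laplacian $2=2\pi\cdot\frac1\pi$ inside and $0$ outside, and equals $\log|\zeta|$ at infinity. So it is $U^{\sigma_0}$. Since $\int|\zeta|^2d\sigma_0=\frac12$, we get $I(\sigma_0)=\frac12(\frac12-1)=-\frac14$.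

The eigenvalues of $T$ should fill the ellipse with semi-axes $1\pm t$; this is made quantitative in Theorem B(5). So we compute the energy of ellipses. For $s\in[0,1)$ put
$$V_s(x+iy)=\frac{x^2}{1+s}+\frac{y^2}{1-s},\qquad E_s=\Big\{\frac{x^2}{(1+s)^2}+\frac{y^2}{(1-s)^2}\le1\Big\},$$
let $\sigma_s$ be the uniform law on $E_s$, and let $\nu_\epsilon$ be the uniform law on the disc $B(0,\epsilon)$.

**Lemma 2.** Let $s\in[0,1)$.

(a) $U^{\sigma_s}=\frac12(V_s-1)$ on $E_s$, and $I(\sigma_s)=\int\frac12(V_s-1)\,d\sigma_s=-\frac14$ for every $s$. Also $I(\nu_\epsilon)=\log\epsilon-\frac14$.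

(b) $U^{\sigma_s}*\nu_\epsilon\le U^{\sigma_s}+\frac{\epsilon^2}{4(1-s^2)}$ on $\mathbb C$.

(c) Let $\nu$ be a signed measure with bounded compactly supported density and total mass $0$, and $h=U^\nu$. Then $\int\varphi\,d\nu=-\frac1{2\pi}\int\nabla h\cdot\nabla\varphi\,dA$ for $\varphi\in C_c^1(\mathbb C)$, and $I(\nu)=-\frac1{2\pi}\|\nabla h\|_2^2\le0$.

*Proof.* (a) We guess the potential and verify it. The map $\zeta=\varpi+s/\varpi$ sends $\{|\varpi|>1\}$ conformally onto $\mathbb C\setminus E_s$, with nonzero derivative $1-s\varpi^{-2}$ up to the boundary. Define $\Phi=\frac12(V_s-1)$ on $E_s$ and $\Phi=\log|\varpi|+\frac s2\Re\varpi^{-2}$ outside.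

The two formulas agree on the boundary. Indeed, for $\varpi=e^{i\theta}$ we have $x=(1+s)\cos\theta$ and $y=(1-s)\sin\theta$, so $V_s=(1+s)\cos^2\theta+(1-s)\sin^2\theta=1+s\cos2\theta$. Both sides then equal $\frac s2\cos2\theta$.

The gradients agree too. For real $\Phi$, $2\partial_\zeta\Phi=\Phi_x-i\Phi_y$. Outside, $\Phi$ is the real part of the (locally) holomorphic function $\log\varpi+\frac s2\varpi^{-2}$, so
$$2\partial_\zeta\Phi=\frac{\varpi^{-1}-s\varpi^{-3}}{1-s\varpi^{-2}}=\varpi^{-1}.$$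
Inside, $2\partial_\zeta\Phi=\frac x{1+s}-\frac{iy}{1-s}$, which on the boundary is $\cos\theta-i\sin\theta=e^{-i\theta}$. So $\Phi\in C^1(\mathbb C)$.

A $C^1$ function that is smooth on both sides of a smooth curve has no singular part in its Laplacian, so distributionally $\Delta\Phi=\big(\frac1{1+s}+\frac1{1-s}\big)1_{E_s}=\frac2{1-s^2}1_{E_s}$. Since $E_s$ has area $\pi(1-s^2)$, this is $2\pi\sigma_s$. Also $\Phi=\log|\zeta|+o(1)$ at infinity, as is $U^{\sigma_s}$. So $\Phi-U^{\sigma_s}$ is harmonic on $\mathbb C$ by Weyl's lemma and tends to $0$, and by Liouville it vanishes.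

Under $\sigma_s$ we have $\int x^2=\frac{(1+s)^2}4$ and $\int y^2=\frac{(1-s)^2}4$. Hence $\int V_s\,d\sigma_s=\frac{1+s}4+\frac{1-s}4=\frac12$ and $I(\sigma_s)=\frac12(\frac12-1)=-\frac14$. The law $\nu_\epsilon$ is $\sigma_0$ scaled by $\epsilon$, which adds $\log\epsilon$ to the energy.

(b) Fix $\zeta_0$. The continuous function $\frac{|\zeta-\zeta_0|^2}{2(1-s^2)}-U^{\sigma_s}(\zeta)$ has Laplacian $\frac2{1-s^2}(1-1_{E_s})\ge0$, so it is subharmonic. Its value at $\zeta_0$ is at most its mean over $B(\zeta_0,\epsilon)$, where $|\zeta-\zeta_0|^2$ has mean $\epsilon^2/2$. This reads $-U^{\sigma_s}(\zeta_0)\le\frac{\epsilon^2}{4(1-s^2)}-(U^{\sigma_s}*\nu_\epsilon)(\zeta_0)$.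

(c) The logarithmic potential of a bounded compactly supported density is in $C^1(\mathbb C)$ (Gilbarg–Trudinger, *Elliptic PDE of Second Order*, Lemma 4.1), and $\Delta h=2\pi\nu$. This is the first identity for $\varphi\in C_c^\infty$; for $\varphi\in C^1_c$ mollify. Because $\nu$ has mass zero, $h(\zeta)=\int(\log|\zeta-\zeta'|-\log|\zeta|)\,d\nu(\zeta')=O(|\zeta|^{-1})$ and $2\partial_\zeta h=\int\big(\frac1{\zeta-\zeta'}-\frac1\zeta\big)d\nu(\zeta')=O(|\zeta|^{-2})$ at infinity. Take $\varphi=h\,\chi(\cdot/R)$ with a smooth compactly supported cutoff $0\le\chi\le1$ equal to $1$ near $0$. For large $R$ the left side is $I(\nu)$. The right side is $-\frac1{2\pi}\int|\nabla h|^2\chi(\cdot/R)\,dA$ minus $\frac1{2\pi}\int h\nabla h\cdot\nabla[\chi(\cdot/R)]\,dA$. The last integrand is $O(R^{-1}R^{-2}R^{-1})$ on a region of area $O(R^2)$, so that term is $O(R^{-2})$. Let $R\to\infty$. $\square$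

The semi-axes enter $I(\sigma_s)$ through $\frac{1+s}4+\frac{1-s}4$, and $s$ cancels. This is how the pseudocovariance drops out, and it predicts $c_n=\frac12\log n-\frac14$. It remains to prove that the discrete energy in (2) is close to $-\frac14$, from above and from below. The two bounds need different tools.

## 4. The second moment of the characteristic polynomial

For the upper bound we shall need to know that $\frac1n\log|\det(\zeta-T)|$ is not much larger than $\frac12(V_t(\zeta)-1)$, the potential of the ellipse. By Markov and Jensen, a bound on $\mathbb E|\det(\zeta-T)|^2$ is enough, and this expectation can be computed exactly.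

**Lemma 3.** Define $h_k(z)$ by $\sum_kh_k(z)s^k/k!=e^{zs-ts^2/2}$. Then
$$\mathbb E|\det(z-S_t)|^2=n!\sum_{k=0}^n(n-k+1)\frac{|h_k(z)|^2}{k!}.$$

*Proof.* Let $G\overset d=S_0$ and let $H,H_1,H_2$ be GOE matrices, all independent. Put $\Sigma_{ij,kl}=\delta_{ik}\delta_{jl}+\delta_{il}\delta_{jk}$, so that $\mathbb EH_{ij}H_{kl}=\Sigma_{ij,kl}$. Superscripts $(m)$ denote top-left $m\times m$ blocks.

**Step 1: split $S_t$ into a rotation-invariant part and a real part.** We show that for a polynomial $P$ in the entries, $\mathbb E|P(S_t)|^2=\mathbb E_G|\mathbb E_HP(G+\sqrt tH)|^2$. Let $\bar P$ be $P$ with conjugated coefficients. The left side is $\mathbb EP(S)\bar P(\bar S)$. Since $H$ is real, the right side is $\mathbb EP(X)\bar P(Y)$ with $X=G+\sqrt tH_1$ and $Y=\bar G+\sqrt tH_2$. All entries are complex linear combinations of centered jointly Gaussian real variables. By Isserlis' (Wick's) theorem and multilinearity, the expectation of a monomial is the sum over pairings of products of bilinear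 covariances. So it is enough that the covariances agree, and they do:
$$\mathbb ES_{ij}S_{kl}=\mathbb E\bar S_{ij}\bar S_{kl}=(a^2-b^2)\Sigma_{ij,kl}=t\Sigma_{ij,kl}=\mathbb EX_{ij}X_{kl}=\mathbb EY_{ij}Y_{kl},$$
$$\mathbb ES_{ij}\bar S_{kl}=(a^2+b^2)\Sigma_{ij,kl}=\Sigma_{ij,kl}=\mathbb EG_{ij}\bar G_{kl}=\mathbb EX_{ij}Y_{kl}.$$
Here $\mathbb EG_{ij}G_{kl}=0$, the case $t=0$.

**Step 2: average over the real part.** We show $\mathbb E\det(z-\sqrt tH^{(m)})=h_m(z)$. Call the left side $\tilde h_m$. Use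
$$\det\begin{pmatrix}M'&u\\u^T&c\end{pmatrix}=c\det M'-u^T\operatorname{adj}(M')u \tag{3}$$
with $M'=z-\sqrt tH^{(m-1)}$, $u=-\sqrt t(H_{im})_{i<m}$, $c=z-\sqrt tH_{mm}$, which are independent. Since $\mathbb Euu^T=tI$, the second term has mean $t\,\mathbb E\operatorname{tr}\operatorname{adj}(M')$. This trace is the sum of the $m-1$ principal minors of size $m-2$, each with mean $\tilde h_{m-2}$. So $\tilde h_m=z\tilde h_{m-1}-t(m-1)\tilde h_{m-2}$, with $\tilde h_0=1$, $\tilde h_1=z$. Differentiating $e^{zs-ts^2/2}$ in $s$ multiplies it by $z-ts$, which gives $h_{k+1}=zh_k-tkh_{k-1}$ with $h_0=1$, $h_1=z$. The recursions agree.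

**Step 3: expand $\det(z-G-\sqrt tH)$.** We use $\det(U+V)=\sum_{|I|=|J|}\epsilon_{IJ}\det U_{I,J}\det V_{I^c,J^c}$ with signs $\epsilon_{IJ}$ and $\epsilon_{II}=1$. Take $U=-G$, $V=z-\sqrt tH$. If $I\ne J$, pick $i\in J\setminus I$. Then $i$ is a row index but not a column index of $V_{I^c,J^c}$. Conjugating $V$ by the diagonal sign matrix with $-1$ at position $i$ preserves the law of $V$ and changes the sign of $\det V_{I^c,J^c}$, so this minor has mean $0$. With Step 2,
$$\mathbb E_H\det(z-G-\sqrt tH)=\sum_I(-1)^{|I|}h_{n-|I|}(z)\det G_{I,I}.$$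

**Step 4: the principal minors of $G$ are orthogonal.** The density of $G$ on complex symmetric matrices is proportional to $\exp(-\sum_{i<j}|g_{ij}|^2-\frac12\sum_i|g_{ii}|^2)=e^{-\frac12\operatorname{tr}GG^*}$. For $U\in U(n)$, the map $G\mapsto UGU^T$ is a real-linear isometry of the space of complex symmetric matrices with norm $\operatorname{tr}GG^*$, so the law of $G$ is invariant under it. Taking $U$ diagonal multiplies $\det G_{I,I}$ by $\prod_{i\in I}U_{ii}^2$. If $I\ne J$, changing the phase of one $U_{ii}$ with $i$ in exactly one of the two sets shows $\mathbb E\det G_{I,I}\overline{\det G_{J,J}}=0$. With $\delta_m=\mathbb E|\det G^{(m)}|^2$, Steps 1 and 3 give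
$$\mathbb E|\det(z-S_t)|^2=\sum_{m=0}^n\binom nm\delta_m|h_{n-m}(z)|^2 .$$

**Step 5: compute $\delta_m=(m+1)!$.** Clearly $\delta_0=1$ and $\delta_1=2$. Let $m=p+1\ge2$ and $Q=\operatorname{adj}(G^{(p)})$, so by (3) $\det G^{(m)}=c\det G^{(p)}-u^TQu$. The corner $c$ is centered, independent of the rest, with $\mathbb E|c|^2=2$. So $\delta_m=2\delta_p+\mathbb E|u^TQu|^2$. For a unit vector $x\in\mathbb C^p$ choose $U\in U(p)$ with $U^*e_p=x$. Then
$$\operatorname{adj}(UG^{(p)}U^T)=\operatorname{adj}(U^T)\,Q\,\operatorname{adj}(U)=(\det U)^2\,\bar U\,Q\,U^*,$$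
and its $(p,p)$ entry has modulus $|x^TQx|$, because $e_p^T\bar U=(U^*e_p)^T=x^T$. By invariance $\mathbb E|x^TQx|^2=\mathbb E|Q_{pp}|^2=\delta_{p-1}$. Now $u$ is independent of $Q$ and $|u|^2\sim\Gamma(p,1)$, so conditioning on $u$ gives $\mathbb E|u^TQu|^2=\mathbb E|u|^4\,\delta_{p-1}=p(p+1)\delta_{p-1}$. By induction,
$$\delta_m=2\,m!+m(m-1)(m-1)!=m!\,(2+m-1)=(m+1)!.$$

Finally $\binom nm(m+1)!=n!\,(m+1)/(n-m)!$; put $k=n-m$. $\square$

Next we turn the finite sum into a Gaussian bound. The sum stops at $k=n$. We bound it by a full weighted sum $\sum_kr^{k-n}(\cdots)$ with $r$ slightly below $1$. The weight $r$ also keeps the Gaussian integral below convergent when $t=1$.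

**Lemma 4.** Let $r=1-\frac1n$, $s=rt$, $T=S_t/\sqrt n$. Then $1-s^2\ge\frac1n$, and for all $\zeta\in\mathbb C$, $\mathbb E|\det(\zeta-T)|^2\le17n^2e^{n(V_s(\zeta)-1)}$.

*Proof.* First, $1-s^2\ge1-s\ge1-r=\frac1n$. For entire $\phi=\sum c_kq^k$ of the kind used here, integration in polar coordinates gives $\frac1\pi\int|\phi(\sqrt rq)|^2e^{-|q|^2}dA(q)=\sum_kr^kk!|c_k|^2$. Take $\phi(q)=e^{zq-tq^2/2}$, so $c_k=h_k(z)/k!$, and write $z=x+iy$, $q=\alpha+i\beta$. Then
$$\sum_kr^k\frac{|h_k(z)|^2}{k!}=\frac1\pi\int e^{2\sqrt r(x\alpha-y\beta)-(1+s)\alpha^2-(1-s)\beta^2}\,d\alpha\,d\beta=\frac{e^{rV_s(z)}}{\sqrt{1-s^2}}\le\sqrt n\,e^{V_s(z)} .$$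
In Lemma 3 bound $n-k+1\le n+1$ and $1\le r^{k-n}$ for $k\le n$. This gives $\mathbb E|\det(z-S_t)|^2\le(n+1)!\,r^{-n}\sqrt n\,e^{V_s(z)}$. For $n\ge2$ we have $r^{-n}=(1-\frac1n)^{-n}\le4$, $n!\le e\sqrt n(n/e)^n$ and $n+1\le\frac32n$. So the right side is at most $6e\,n^2(n/e)^ne^{V_s(z)}$, and $6e<17$. Put $z=\sqrt n\,\zeta$, use $V_s(\sqrt n\zeta)=nV_s(\zeta)$, and divide by $n^n$. $\square$

## 5. The upper bound

The energy in (2) omits the diagonal $i=j$, so we smear each eigenvalue over a small disc. Since $\log|\cdot|$ is subharmonic, smearing can only increase the pair interactions.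

**Proposition 5.** Let $t\in[0,1]$, $s=(1-\frac1n)t$, $\epsilon=\frac1n$. Let $\mu$ be the empirical eigenvalue law of $T=S_t/\sqrt n$, $\mu_\epsilon=\mu*\nu_\epsilon$, and $\mathcal E=-I(\mu_\epsilon-\sigma_s)$, which is $\ge0$ by Lemma 2(c). There is a random variable $\bar Z\ge0$ with $\mathbb E\bar Z\le1$ such that almost surely
$$(n-1)F_{n,t}\le3\log n+4+\log_+\bar Z-n\mathcal E. \tag{4}$$

*Proof.* **Step 1: pass from points to discs.** Let $\nu_i=\delta_{\zeta_i}*\nu_\epsilon$. The sub-mean inequality for $\log|\cdot|$, used once in each variable, gives $\log|\zeta_i-\zeta_j|\le I(\nu_i,\nu_j)$. Since $n^2I(\mu_\epsilon)=\sum_{i,j}I(\nu_i,\nu_j)$ and $I(\nu_i)=\log\epsilon-\frac14$ by Lemma 2(a),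
$$\sum_{i\ne j}\log|\zeta_i-\zeta_j|\le n^2I(\mu_\epsilon)-n(\log\epsilon-\tfrac14)=n^2I(\mu_\epsilon)+n\log n+\tfrac n4 .$$

**Step 2: compare with the ellipse.** By bilinearity $I(\mu_\epsilon)=2I(\sigma_s,\mu_\epsilon)-I(\sigma_s)-\mathcal E$. This makes the energy linear in $\mu_\epsilon$ up to a term of known sign. By Lemma 2(b) with $\frac{\epsilon^2}{4(1-s^2)}\le\frac1{4n}$, and Fubini,
$$I(\sigma_s,\mu_\epsilon)=\int U^{\sigma_s}*\nu_\epsilon\,d\mu\le\int U^{\sigma_s}\,d\mu+\tfrac1{4n}=\int\tfrac1n\log|\det(\zeta-T)|\,d\sigma_s(\zeta)+\tfrac1{4n}.$$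

**Step 3: insert the second moment.** Let $Z(\zeta)=|\det(\zeta-T)|^2e^{-n(V_s(\zeta)-1)}/(17n^2)$ and $\bar Z=\int Z\,d\sigma_s$. By Lemma 4, $\mathbb EZ(\zeta)\le1$, so $\mathbb E\bar Z\le1$. Solving for $\log|\det|$, and using Jensen's inequality $\int\log Z\,d\sigma_s\le\log\bar Z\le\log_+\bar Z$ together with Lemma 2(a),
$$\int\tfrac1n\log|\det(\zeta-T)|\,d\sigma_s=\int\tfrac12(V_s-1)\,d\sigma_s+\tfrac{\log(17n^2)}{2n}+\tfrac1{2n}\int\log Z\,d\sigma_s\le-\tfrac14+\tfrac{\log(17n^2)+\log_+\bar Z}{2n}.$$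

**Step 4: collect.** Since $I(\sigma_s)=-\frac14$, Steps 2 and 3 give $I(\mu_\epsilon)\le-\frac14+\frac1n(\log(17n^2)+\log_+\bar Z)+\frac1{2n}-\mathcal E$. With (2) and Step 1,
$$NF_{n,t}\le n^2I(\mu_\epsilon)+n\log n+\tfrac n4+\tfrac{n^2-n}4\le n\big(\log(17n^2)+\log_+\bar Z+\log n+\tfrac12\big)-n^2\mathcal E .$$
Divide by $n$ and use $\log17+\frac12<4$. $\square$

## 6. Where the energy method stops: near-collisions

A natural plan for the lower bound is to prove that $\mu$ converges to the uniform law on the ellipse and pass to the limit in $\frac1N\sum_{i\ne j}\log|\zeta_i-\zeta_j|$. This fails because $\log$ is unbounded below. Weak convergence gives upper bounds on this sum, as in Section 5, and no lower bound.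

A deterministic example shows this. Let $\zeta_1=1,\zeta_2,\dots,\zeta_n$ be the $n$-th roots of unity, with $\zeta_2$ next to $\zeta_1$. Since $\prod_{j\ne i}|\zeta_i-\zeta_j|=|n\zeta_i^{n-1}|=n$, the sum over ordered pairs is $n\log n$, and after division by $N$ it tends to $0$. Now move $\zeta_1$ to a point $\zeta'$ at distance $e^{-n^2}$ from $\zeta_2$. The empirical measure changes by two atoms of mass $\frac1n$. The pairs that do not involve the moved point contribute $n\log n-2\log n$. The pairs of $\zeta'$ with $\zeta_3,\dots,\zeta_n$ contribute $2\log\frac n{|\zeta_2-1|}+o(1)=O(\log n)$, because $\prod_{j\ge3}|\zeta_2-\zeta_j|=n/|\zeta_2-1|$ and $|\zeta_2-1|=2\sin\frac\pi n$. The close pair contributes $-2n^2$. So the normalized sum now tends to $-2$ instead of $0$, with the same limiting measure.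

So we must rule out near-collisions, and single-point estimates on $\det(z-S_t)$ at a fixed $z$ do not see them. Indeed $|\Delta|=\prod_i|p'(z_i)|$ for $p(z)=\det(z-S_t)$. Here $p'$ is evaluated at the random points $z_i$, which depend on all the randomness that $p$ itself has. We would like to evaluate a random polynomial at points independent of some of its randomness.

The way past this is to compare the matrix with its top-left minor. If $q$ is the characteristic polynomial of the minor, with roots $w_j$, then the resultant satisfies $\prod_i|q(z_i)|=\prod_j|p(w_j)|$. On the right the points $w_j$ are independent of the last row and column. On the left, $q(z_i)$ is $p'(z_i)$ times a quantity read off from the $i$-th eigenvector. This gives an exact recursion for the discriminant. Its cost is the non-orthogonality of the eigenvectors, which we now describe.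

## 7. Eigenvectors of complex symmetric matrices

**Lemma 6.** Let $M$ be complex symmetric ($M^T=M$) of size $k$ with simple eigenvalues $z_i$ and eigenvectors $v_i$, $v_i^*v_i=1$. Then $v_i^T$ is a left eigenvector, $v_i^Tv_i\ne0$, and
$$(z-M)^{-1}=\sum_i\frac{v_iv_i^T}{(v_i^Tv_i)(z-z_i)} .$$
The numbers $\rho_i=|v_i^Tv_i|$ lie in $(0,1]$, and are unchanged under $M\mapsto QMQ^T$ with $Q$ real orthogonal.

*Proof.* $v_i^TM=(Mv_i)^T=z_iv_i^T$. Hence $z_iv_i^Tv_j=v_i^TMv_j=z_jv_i^Tv_j$, so $v_i^Tv_j=0$ for $i\ne j$. If also $v_i^Tv_i=0$, then $v_i^T$ would annihilate a basis, which is impossible. Both sides of the formula agree on each $v_j$. Cauchy–Schwarz gives $\rho_i\le1$. The eigenvectors of $QMQ^T$ are $Qv_i$ and $(Qv_i)^TQv_i=v_i^Tv_i$. $\square$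

The number $1/\rho_i$ is the condition number of the eigenvalue $z_i$. If $M$ is real symmetric, its eigenvectors are real up to phase and all $\rho_i=1$. For a contrasting example let $0<\beta<1$, $c=\sqrt{1-\beta^2}$, and
$$M=\begin{pmatrix}1&i\beta\\i\beta&-1\end{pmatrix},$$
with eigenvalues $\pm c$. The vector $v=(i\beta,c-1)^T$ satisfies $Mv=cv$, with $v^Tv=-\beta^2+(1-c)^2=-2c(1-c)$ and $v^*v=\beta^2+(1-c)^2=2(1-c)$. So $\rho=c$, and replacing $c$ by $-c$ gives $\rho=c$ for the other eigenvalue. As $\beta\uparrow1$ the eigenvalues collide and $|\Delta(M)|=4c^2\to0$, but $|\Delta(M)|/(\rho_1\rho_2)=4$ for all $\beta$. In this example the division by $\prod_i\rho_i$ removes the collision. The recursion will be for this quotient.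

Everything below is a symmetric function of the eigenpairs, independent of the phases of the $v_i$, and hence a Borel function of $M$. For $S=S_t$ we shall use two facts about its top-left blocks $S^{(k)}$.

**Fact (F1).** The law of $S_t$ is invariant under $S\mapsto QSQ^T$ for $Q\in O(n)$. This is the orthogonal invariance of the GOE, applied to $A_n$ and $B_n$ simultaneously.

**Fact (F2).** Almost surely every $S^{(k)}$ has simple spectrum, and for fixed $z$ almost surely $\det(z-S^{(k)})\ne0$. Both quantities are polynomials in the Gaussian entries of $A_n,B_n$, so it is enough to find one point where they do not vanish. Take $B_n=0$ and $A_n$ diagonal with distinct entries, none equal to $z/a$ for the second claim.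

## 8. The resultant of a matrix and its principal minor

**Lemma 7.** Let $M=\begin{pmatrix}M'&u\\u^T&c\end{pmatrix}$ be complex symmetric of size $k\ge2$, with $M$ and $M'$ having simple spectra. Let $(z_i,v_i,\rho_i)_{i\le k}$ and $(w_j,\phi_j,\rho_j')_{j\le k-1}$ be their data as in Lemma 6. Then
$$\frac{|\Delta(M)|}{\prod_i\rho_i}\prod_i|e_k^Tv_i|^2=\frac{|\Delta(M')|}{\prod_j\rho_j'}\prod_j|u^T\phi_j|^2 .$$

*Proof.* Let $p(z)=\det(z-M)$ and $q(z)=\det(z-M')$. Cramer's rule gives $q/p=[(z-M)^{-1}]_{kk}$. Taking residues at $z_i$ with Lemma 6 gives $q(z_i)/p'(z_i)=(e_k^Tv_i)^2/(v_i^Tv_i)$, that is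
$$|q(z_i)|=|p'(z_i)|\,|e_k^Tv_i|^2/\rho_i .$$
The Schur complement formula gives $p/q=z-c-u^T(z-M')^{-1}u$. Taking residues at $w_j$ gives
$$|p(w_j)|=|q'(w_j)|\,|u^T\phi_j|^2/\rho_j' .$$
Finally $\prod_i|q(z_i)|=\prod_{i,j}|z_i-w_j|=\prod_j|p(w_j)|$, $\prod_i|p'(z_i)|=|\Delta(M)|$ and $\prod_j|q'(w_j)|=|\Delta(M')|$, with $\Delta=1$ in size $1$. Multiply the two displays over $i$ and $j$ respectively. $\square$

Check it on the example of Section 7. There $|e_2^Tv_1|^2=\frac{(1-c)^2}{2(1-c)}=\frac{1-c}2$ and $|e_2^Tv_2|^2=\frac{1+c}2$, so the left side is $4\cdot\frac{1-c^2}4=\beta^2$. The right side is $|u|^2=\beta^2$.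

Apply the lemma to $M=S^{(k)}$. Let $(v_i^{(k)},\rho_i^{(k)})$ be the data of $S^{(k)}$, let $u_k\in\mathbb C^{k-1}$ be the off-diagonal part of its last column, and define
$$K_k=\prod_{i=1}^k\frac1{\rho_i^{(k)}}\ge1,\qquad D_k=|\Delta(S^{(k)})|\,K_k\quad(D_1=1,\ \rho_1^{(1)}=1),$$
$$X_k=\sum_{j=1}^{k-1}\log|u_k^Tv_j^{(k-1)}|^2,\qquad Y_k=\sum_{i=1}^k\log|e_k^Tv_i^{(k)}|^2 .$$
Set $Y_k=0$ where $S^{(k)}$ has a multiple eigenvalue or some $e_k^Tv_i^{(k)}=0$; Section 10 shows that this set is null. Lemma 7 says $\log D_k-\log D_{k-1}=X_k-Y_k$ almost surely, so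
$$\log D_n=\sum_{k=2}^n(X_k-Y_k). \tag{5}$$
In $X_k$ a fresh Gaussian vector meets fixed unit vectors. In $Y_k$, orthogonal invariance lets us replace $v_i^{(k)}$ by $Qv_i^{(k)}$ with $Q$ Haar-distributed. Both reduce to the logarithm of a complex Gaussian.

## 9. Logarithms of Gaussians and of Haar coordinates

**Lemma 8.** Let $\xi$ be a centered Gaussian vector in $\mathbb C$ with $\mathbb E|\xi|^2=1$ and $|\mathbb E\xi^2|=\rho\in[0,1]$. Then
$$\mathbb E\log|\xi|^2=f(\rho):=-\gamma+\log\tfrac{1+\sqrt{1-\rho^2}}2,\qquad\big\|\log|\xi|^2\big\|_p\le C_p .$$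
The function $f$ is nonincreasing and $-2<f<0$.

*Proof.* After a rotation, $\xi=\alpha X+i\beta Y$ with $\alpha^2=\frac{1+\rho}2$, $\beta^2=\frac{1-\rho}2$, $\alpha\ge\beta\ge0$, and $X,Y$ i.i.d. $N(0,1)$. Write $X+iY=Re^{i\phi}$, with $R$ and $\phi$ independent and $\phi$ uniform. Then $|\xi|=R\,\big|\frac{\alpha+\beta}2e^{2i\phi}+\frac{\alpha-\beta}2\big|$. By Jensen's formula the $\phi$-mean of the logarithm of the second factor is the logarithm of the larger coefficient, $\log\frac{\alpha+\beta}2$. Since $R^2/2$ is standard exponential, $\mathbb E\log R^2=\log2-\gamma$. With $(\alpha+\beta)^2=1+2\alpha\beta=1+\sqrt{1-\rho^2}$, we get $\mathbb E\log|\xi|^2=\log2-\gamma+\log\frac{1+\sqrt{1-\rho^2}}4=f(\rho)$. The moment bound follows from $\frac12X^2\le|\xi|^2\le X^2+Y^2$. Monotonicity is visible, and $f(0)=-\gamma<0$, $f(1)=-\gamma-\log2>-2$. $\square$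

**Lemma 9.** Let $g\sim N(0,I_k)$ be real and $\ell_k=\mathbb E\log|g|^2$.

(a) $\big\|\log|g|^2-\ell_k\big\|_p\le C_p$.

(b) $\sum_{k=2}^nk\ell_k=Nc_n+n\log n+O(n)$.

(c) For $v\in\mathbb C^k$ with $v^*v=1$ and $Q$ Haar on $O(k)$, the variable $\eta=\log|e_k^TQv|^2$ has mean $f(|v^Tv|)-\ell_k$ and $\|\eta-\mathbb E\eta\|_p\le C_p$. Also $\mathbb E|e_k^TQv|^4\ge k^{-2}$.

*Proof.* (a) By concavity of $\log$ and $\log x\le x$, $\frac1k\sum_i\log g_i^2\le\log(|g|^2/k)\le\frac1k\sum_ig_i^2$. By Minkowski both ends have $L^p$ norm at most $C_p$. So $\|\log(|g|^2/k)\|_p\le C_p$ and $|\ell_k-\log k|\le C$, and the claim follows.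

(b) Since $|g|^2/2\sim\Gamma(k/2,1)$, $\ell_k=\log2+\psi(k/2)=\log k+O(1/k)$ with $\psi$ the digamma function, so $\sum_{k=2}^nk\ell_k=\sum_{k\le n}k\log k+O(n)$. The trapezoid rule for $\int_1^nx\log x\,dx$, with error $O(1/k)$ on $[k,k+1]$, gives $\sum_{k\le n}k\log k=\frac{n^2}2\log n-\frac{n^2}4+\frac n2\log n+O(\log n)$. On the other side, $Nc_n+n\log n=(n^2-n)(\frac12\log n-\frac14)+n\log n=\frac{n^2}2\log n-\frac{n^2}4+\frac n2\log n+\frac n4$.

(c) $Q^Te_k\overset d=g/|g|$, so $\eta\overset d=\log|g^Tv|^2-\log|g|^2$. Here $\mathbb E|g^Tv|^2=v^*v=1$ and $\mathbb E(g^Tv)^2=v^Tv$. Apply Lemma 8 and (a). Finally $\mathbb E|e_k^TQv|^2=v^*\mathbb E[gg^T/|g|^2]v=\frac1k$, and Cauchy–Schwarz gives the last claim. $\square$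

## 10. Summing the recursion

**Step 1: condition $X_k$ on the smaller block.** Let $\mathcal F_k=\sigma(S^{(k)})$. The vector $u_k$ is independent of $\mathcal F_{k-1}$, with $\mathbb Eu_ku_k^*=(a^2+b^2)I=I$ and $\mathbb Eu_ku_k^T=(a^2-b^2)I=tI$. For a fixed unit vector $\phi$, $\xi=u_k^T\phi$ is Gaussian with $\mathbb E|\xi|^2=1$ and $\mathbb E\xi^2=t\,\phi^T\phi$. By Lemma 8 and Minkowski, $X_k$ is integrable and
$$\mathbb E[X_k|\mathcal F_{k-1}]=\sum_{j=1}^{k-1}f(t\rho_j^{(k-1)}),\qquad d_k:=X_k-\mathbb E[X_k|\mathcal F_{k-1}],\qquad\|d_k\|_p\le C_pk. \tag{6}$$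
Since $X_k$ is $\mathcal F_k$-measurable, $(d_k)_{k=2}^n$ is a martingale difference sequence.

**Step 2: average $Y_k$ over rotations of its block.** Let $O(k)$ act by $Q\cdot S=(Q\oplus I_{n-k})S(Q\oplus I_{n-k})^T$, and let $\mathcal G_k$ be the $\sigma$-algebra of events $\{S\in E\}$ with $E$ Borel and $O(k)$-invariant. Since $O(k-1)\subset O(k)$, $\mathcal G_n\subset\dots\subset\mathcal G_1$. By (F1), $\mathbb EY=\mathbb E\int_{O(k)}Y(Q\cdot S)\,dQ$ for $Y\ge0$. For integrable $Y$ we claim $\mathbb E[Y|\mathcal G_k]=\int_{O(k)}Y(Q\cdot S)\,dQ$. The right side is invariant by invariance of Haar measure. For invariant $E$, $\mathbb E[1_E(S)Y(Q\cdot S)]=\mathbb E[1_E(Q\cdot S)Y(Q\cdot S)]=\mathbb E[1_EY]$ by (F1).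

The block $(Q\cdot S)^{(k)}=QS^{(k)}Q^T$ has eigenvectors $Qv_i^{(k)}$. Fix $S$ with $S^{(k)}$ of simple spectrum. By Lemma 9(c), $\log|e_k^TQv_i^{(k)}|^2$ is integrable in $Q$, so $e_k^TQv_i^{(k)}\ne0$ for almost every $Q$. Averaging over $S$ shows that the exceptional set in the definition of $Y_k$ is null. Lemma 9(c) and Minkowski, applied for fixed $S$ and then averaged, show that $Y_k$ is integrable and
$$\mathbb E[Y_k|\mathcal G_k]=\sum_{i=1}^kf(\rho_i^{(k)})-k\ell_k,\qquad d_k':=Y_k-\mathbb E[Y_k|\mathcal G_k],\qquad\|d_k'\|_p\le C_pk. \tag{7}$$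
The variable $Y_k$ is invariant under $O(k-1)$, since $Q\oplus1$ does not change the $k$-th coordinates of the eigenvectors of $S^{(k)}$. So $d_k'$ is $\mathcal G_{k-1}$-measurable, and $d_n',d_{n-1}',\dots,d_2'$ is a martingale difference sequence for the increasing filtration $\mathcal G_n\subset\mathcal G_{n-1}\subset\dots\subset\mathcal G_1$.

**Step 3: regroup by block size.** Put $\mathcal M=\sum_{k=2}^nd_k$ and $\mathcal M'=\sum_{k=2}^nd_k'$. Both are centered. (For Theorem A only this is used; the martingale structure is for Theorem B(2).) Insert (6) and (7) in (5). Blocks of size $2\le k\le n-1$ occur twice, once in $X_{k+1}$ and once in $Y_k$; size $1$ occurs only in $X_2$, size $n$ only in $Y_n$. Hence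
$$\log D_n=\mathcal M-\mathcal M'+\sum_{k=2}^nk\ell_k+f(t)+\sum_{k=2}^{n-1}\sum_{i=1}^k\big[f(t\rho_i^{(k)})-f(\rho_i^{(k)})\big]-\sum_{i=1}^nf(\rho_i^{(n)}). \tag{8}$$

**Step 4: discard the unknown $\rho$'s.** The function $f$ is nonincreasing and $t\le1$, so every bracket is $\ge0$. Also $f(t)>-2$ and $-f(\rho_i^{(n)})>0$. All terms on the right of (8) are integrable. With Lemma 9(b), $\log D_n$ is integrable and
$$\log D_n\ge\mathcal M-\mathcal M'+Nc_n+n\log n-Cn. \tag{9}$$
So the unknown condition numbers of all intermediate blocks enter with a favorable sign.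

**Step 5: the real case.** For $t=1$, $S=A_n$ is real symmetric, all $\rho=1$, $K_n=1$, and (8) gives
$$\mathbb E\log|\Delta(S_1)|=\sum_{k=2}^nk\ell_k-(n-1)f(1)=Nc_n+n\log n+O(n). \tag{10}$$
For $n=2$ the middle expression is $2(\log2-\gamma)+\gamma+\log2=3\log2-\gamma$, in agreement with (1) at $\lambda=0$.

In (9) there is an excess of $n\log n$ over the target $Nc_n$. Since $\log|\Delta(S_t)|=\log D_n-\log K_n$, we can afford $\log K_n$ as large as $n\log n+O(n)$ without any loss.

## 11. The product of the eigenvalue condition numbers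

We now bound $K_n=\prod_i\rho_i^{-1}$ for $t<1$. The residues of the corner entry of the resolvent contain $1/\rho_i$. If a residue is large, the resolvent entry is large on a large disc. The independent Gaussian corner $S_{nn}$, which for $t<1$ has a bounded density in the plane, makes this unlikely.

**Lemma 10.** Let $t<1$. There is a random variable $W'\ge0$ with $\mathbb EW'\le1$ such that almost surely
$$0\le\log K_n\le n\log n+\frac n4\log\frac1{1-t^2}+\frac n2\log_+W'+\frac{\|S\|_F^2}n,\qquad\mathbb E\|S\|_F^2=n(n+1).$$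

*Proof.* Write $z_i,v_i,\rho_i$ for the data of $S=S^{(n)}$. Let $G(z)=[(z-S)^{-1}]_{nn}=\sum_i\frac{r_i}{z-z_i}$, where $|r_i|=|e_n^Tv_i|^2/\rho_i$ by Lemma 6. Let $w(z)=(1+|z|^2/n)^{-2}$, so $\int w\,dA=\pi n$.

**Step 1: at a fixed $z$, $|G(z)|$ is rarely large.** Almost surely $1/G(z)=z-c-u_n^T(z-S^{(n-1)})^{-1}u_n$, where $c=S_{nn}\overset d=\sqrt2(aX+ibY)$, with $X,Y$ i.i.d. $N(0,1)$, is independent of $(u_n,S^{(n-1)})$. Its density is at most $\frac1{2\pi\cdot2ab}=\frac1{2\pi\sqrt{1-t^2}}$, because $ab=\frac12\sqrt{1-t^2}$. The event $|G(z)|\ge s$ forces $c$ into a disc of radius $1/s$ whose center is independent of $c$. Hence $\mathbb P(|G(z)|\ge s)\le\frac1{2s^2\sqrt{1-t^2}}$, and by Tonelli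
$$\mathbb E\Big[s^2\int w\,1_{|G|\ge s}\,dA\Big]\le\frac{\pi n}{2\sqrt{1-t^2}} .$$

**Step 2: large residues make $\{|G|\ge s\}$ large.** Fix a realization with simple spectrum. There are $\delta,L>0$ such that the discs $B(z_i,\delta)$ are disjoint and $|G(z)|\ge|r_i|/|z-z_i|-L$ on $B(z_i,\delta)\setminus\{z_i\}$. For large $s$, the set $\{|G|\ge s\}$ contains the disjoint punctured discs of radii $|r_i|/(s+L)$ about the $z_i$. By continuity of $w$, $\liminf_{s\to\infty}s^2\int w1_{|G|\ge s}\,dA\ge\pi\sum_i|r_i|^2w(z_i)$. Fatou's lemma along integer $s$ and Step 1 give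
$$\mathbb E\sum_i\rho_i^{-2}|e_n^Tv_i|^4w(z_i)\le\frac n{2\sqrt{1-t^2}} .$$

**Step 3: remove the eigenvector coordinates.** By (F1) we may replace $v_i$ by $Qv_i$ with $Q$ Haar and independent of $S$; the $\rho_i$ and $z_i$ do not change. By Lemma 9(c) the left side is at least $n^{-2}\mathbb E\sum_i\rho_i^{-2}w(z_i)$. So $W:=\frac1n\sum_i\rho_i^{-2}w(z_i)$ satisfies $\mathbb EW\le n^2/\sqrt{1-t^2}$. Set $W'=W\sqrt{1-t^2}/n^2$.

**Step 4: from the average to the product.** By concavity of $\log$, $\log(1+x)\le x$ and Schur's inequality $\sum|z_i|^2\le\|S\|_F^2$,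
$$2\log K_n=\sum_i\log(\rho_i^{-2}w(z_i))+2\sum_i\log(1+|z_i|^2/n)\le n\log W+\frac{2\|S\|_F^2}n .$$
Insert $\log W=\log W'+2\log n+\frac12\log\frac1{1-t^2}$ and divide by $2$. Finally $\mathbb E\|S\|_F^2=n(n-1)+2n$. $\square$

## 12. The lower bound, and circular means near the real axis

Since $\log|\Delta(S_t)|=\log D_n-\log K_n$, it is integrable for every $t\in[0,1]$: use Lemma 10 for $t<1$ and $K_n=1$ for $t=1$. For $t<1$, (9) and Lemma 10 give almost surely, with the two terms $n\log n$ canceling,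
$$NF_{n,t}\ge\mathcal M-\mathcal M'-Cn-\frac n4\log\frac1{1-t^2}-\frac n2\log_+W'-\frac{\|S\|_F^2}n . \tag{11}$$
Take expectations: $\mathcal M,\mathcal M'$ are centered, $\mathbb E\log_+W'\le\mathbb EW'\le1$, and $N\ge n^2/2$. So
$$\mathbb EF_{n,t}\ge-\frac Cn\Big(1+\log\frac1{1-t^2}\Big),\qquad t<1. \tag{12}$$

By Lemma 1, $\log\frac1{1-|\tau(\lambda)|^2}=2\log\frac{1+|\lambda|^2}{2|y|}$ is integrable over compact sets. So (12) together with Proposition 5 already gives the conjecture in $L^1_{\rm loc}$. But (12) is empty at $t=1$, where the corner entry is real and has no planar density. For the uniform bound of Theorem A we need one more argument, which carries the bound from slightly smaller $t$ up to $t=1$.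

**Proposition 11.** $\inf_{t\in[0,1]}\mathbb EF_{n,t}\ge-C\log n/n$.

*Proof.* **Step 1: realize all $S_t$ as $G+r\bar G$.** Let $G=(A_n+iB_n)/\sqrt2=S_0$. For $r\in[0,1]$ let $t(r)=\frac{2r}{1+r^2}$, a bijection of $[0,1]$ onto itself. Then $G+r\bar G=\frac{(1+r)A_n+i(1-r)B_n}{\sqrt2}$, and $\frac{(1\pm r)^2}{2(1+r^2)}=\frac{1\pm t(r)}2$, so $G+r\bar G=\sqrt{1+r^2}\,S_{t(r)}$. Also $\sqrt{1-t(r)^2}=\frac{1-r^2}{1+r^2}\ge1-r$, since $1+r\ge1+r^2$.

**Step 2: away from $r=1$.** Let $r_0=1-\frac1n$. For $r\le r_0$, $1-t(r)^2\ge n^{-2}$, and (12) gives $\mathbb EF_{n,t(r)}\ge-C\log n/n$.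

**Step 3: the mean log discriminant is monotone in $r$.** Put $P(w)=\Delta(G+w\bar G)$, a polynomial in $w$ with $P(0)\ne0$ almost surely. The entries of $G$ have rotation-invariant laws, so $G\overset d=e^{i\theta/2}G$, hence $G+re^{i\theta}\bar G\overset d=e^{i\theta/2}G+re^{i\theta}e^{-i\theta/2}\bar G=e^{i\theta/2}(G+r\bar G)$. So $\log|P(re^{i\theta})|\overset d=\log|P(r)|$, which is integrable. By Fubini,
$$g(r):=\mathbb E\log|P(r)|=\mathbb E\,\frac1{2\pi}\int_0^{2\pi}\log|P(re^{i\theta})|\,d\theta .$$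
Circle means of the subharmonic function $\log|P|$ are nondecreasing in $r$, so $g$ is nondecreasing.

**Step 4: near $r=1$.** For $r\in[r_0,1]$, by $\Delta(cM)=c^N\Delta(M)$ and Step 3,
$$\mathbb EF_{n,t(r)}=\tfrac{g(r)}N-\tfrac12\log(1+r^2)-c_n\ge\tfrac{g(r_0)}N-\tfrac12\log2-c_n=\mathbb EF_{n,t(r_0)}-\tfrac12\log\tfrac2{1+r_0^2}.$$
Since $1+r_0^2\ge2r_0$ and $\log(1/r_0)\le\frac1{n-1}\le\frac2n$, the last term is at least $-\frac1n$. Apply Step 2 at $r_0$. $\square$

## 13. Proof of Theorem A

By (4), $\mathcal E\ge0$ and $\mathbb E\log_+\bar Z\le\mathbb E\bar Z\le1$,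
$$\mathbb E(F_{n,t})_+\le\frac{3\log n+5}{n-1}.$$
Since $F_{n,t}$ is integrable and $|x|=2x_+-x$, Proposition 11 gives
$$\mathbb E|F_{n,t}|=2\,\mathbb E(F_{n,t})_+-\mathbb EF_{n,t}\le C\,\frac{\log n}n\qquad\text{uniformly in }t\in[0,1]. \tag{13}$$
Lemma 1 transfers this to $F_n(\lambda)$ for every $\lambda\in\mathbb C$. The function $F_n$ is jointly Borel in $(\lambda,A_n,B_n)$, so Tonelli gives $\mathbb E\int_K|F_n|\,dx\,dy\le C|K|\log n/n$. Markov's inequality gives the stated probability bound, and with it the conjecture.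

If the conjecture's conclusion also holds with $c_n'$, take a compact $K$ with $|K|>0$. The deterministic number $|K|\,|c_n-c_n'|$ is at most the sum of the two $L^1(K)$ errors, which tend to $0$ in probability, so it tends to $0$. Conversely, if $c_n'-c_n\to0$, replacing $c_n$ by $c_n'$ changes the $L^1(K)$ error by $|K|\,|c_n-c_n'|\to0$. $\square$

## 14. Proof of Theorem B: fluctuations, crossings, several parameters, the ellipse

**Part 1 (real $\lambda$).** For real $\lambda$ we have $t=1$. By (10), $\mathbb EF_n(\lambda)=(n\log n+O(n))/N=\frac{\log n}n+O(\frac1n)$, and $\mathbb E|F_n|\ge\mathbb EF_n$. This concerns the uniform bound with the specific constants $c_n=\frac12\log n-\frac14$. It says nothing about the optimal rate at non-real $\lambda$ or for other admissible constants.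

**Part 2 ($L^p$ and almost sure convergence).** *Moments of the martingales.* Let $p\ge2$ and $t<1$. Burkholder's inequality (D. L. Burkholder, *Distribution function inequalities for martingales*, Ann. Probab. 1 (1973)) states that for a martingale difference sequence and $1<p<\infty$, $\|\sum d_k\|_p\le C_p\|(\sum d_k^2)^{1/2}\|_p$. By Minkowski in $L^{p/2}$ the right side is at most $C_p(\sum\|d_k\|_p^2)^{1/2}$. With $\|d_k\|_p,\|d_k'\|_p\le C_pk$ from (6) and (7), $\|\mathcal M\|_p,\|\mathcal M'\|_p\le C_p(\sum_{k\le n}k^2)^{1/2}\le C_pn^{3/2}$.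

*The remaining terms.* If $Z\ge0$ and $\mathbb EZ\le1$, then $\mathbb P(\log_+Z>x)\le e^{-x}$ for $x\ge0$, so $\|\log_+Z\|_p\le C_p$. By Minkowski, $\big\|\,\|S\|_F^2\,\big\|_p\le\sum_{i,j}\big\||S_{ij}|^2\big\|_p\le C_pn^2$. Then (11) bounds the negative part of $F_{n,t}$ and (4) the positive part, and
$$\|F_{n,t}\|_p\le C_p\Big(n^{-1/2}+n^{-1}\log\frac1{1-t^2}\Big). \tag{14}$$

*Integration over $\lambda$.* Under stereographic projection $\omega$ is the normalized area of the unit sphere, and $\eta=2y/(1+|\lambda|^2)$ is a Cartesian coordinate on the sphere. By Archimedes' theorem $\eta$ is uniform on $[-1,1]$ under $\omega$. By Lemma 1, $1-|\tau|^2=\eta^2$, so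
$$\int\log^p\frac1{1-|\tau|^2}\,d\omega=\int_0^1\Big(2\log\frac1u\Big)^pdu<\infty .$$
The real line, where $t=1$, is $\omega$-null. Raising (14) to the power $p$ and integrating, Tonelli gives $\mathbb E\int|F_n|^p\,d\omega\le C_pn^{-p/2}$.

*Almost sure convergence.* For $p>2$ the bound is summable in $n$. So $\mathbb E\sum_n\int|F_n|^pd\omega<\infty$, whatever the coupling, and almost surely $\int|F_n|^pd\omega\to0$. Apply this to all integers $p\ge3$ and use that $L^p(\omega)$ norms increase with $p$. On compact sets Lebesgue measure is bounded by a multiple of $\omega$, so $F_n\to0$ in $L^1_{\rm loc}(\mathbb C)$. No optimality of the exponent $p/2$ is claimed.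

**Part 3 (level crossings).** Since $\Delta_n(\lambda)=\lambda^N\Delta(B_n+A_n/\lambda)$, the polynomial $\Delta_n$ has degree $N$ with leading coefficient $\Delta(B_n)$, which is nonzero almost surely. So $\mu_n$ is the normalized zero-counting measure, a probability measure. Next, $\Delta_\lambda\log(1+|\lambda|^2)=\frac4{(1+|\lambda|^2)^2}$, so $\frac1{2\pi}\Delta_\lambda\frac12\log(1+|\lambda|^2)$ is the density of $\omega$. The constant $c_n$ has zero Laplacian. Hence
$$\int\varphi\,d(\mu_n-\omega)=\frac1{2\pi}\int F_n\,\Delta\varphi\,dx\,dy\qquad(\varphi\in C_c^2(\mathbb C)).$$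
Theorem A and Tonelli give the bound on the expectation. On the almost sure event of Part 2, $F_n\to0$ in $L^1_{\rm loc}$, so $\int\varphi\,d\mu_n\to\int\varphi\,d\omega$ for all $\varphi\in C_c^2$, hence for all $\varphi\in C_c$ by uniform approximation. Since $\mu_n$ and $\omega$ are all probability measures, the convergence is weak.

**Part 4 (several parameters).** By Lemma 1 and $\Delta(cM)=c^N\Delta(M)$, the variable inside the absolute value has the law of $F_{n,t}$ with $t=|\sum_l\lambda_l^2|/\|\lambda\|^2\in[0,1]$. Apply (13), whose constant does not involve $m$.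

**Part 5 (elliptic law).** By Lemma 1 we may take the matrix to be $T=S_t/\sqrt n$. We use the term $n\mathcal E$ in (4), which Theorem A threw away. Taking expectations in (4) and using Proposition 11,
$$n\,\mathbb E\mathcal E\le3\log n+5-(n-1)\mathbb EF_{n,t}\le C\log n .$$
Apply Lemma 2(c) to $\nu=\mu_\epsilon-\sigma_s$, with $\epsilon=\frac1n$ and $s=(1-\frac1n)t$. Here $\|\nabla h\|_2=\sqrt{2\pi\mathcal E}$, so by Cauchy–Schwarz
$$\Big|\int\varphi\,d(\mu_\epsilon-\sigma_s)\Big|\le\frac1{2\pi}\|\nabla h\|_2\|\nabla\varphi\|_2=\|\nabla\varphi\|_2\sqrt{\mathcal E/2\pi},\qquad\mathbb E\sqrt{\mathcal E}\le\sqrt{\mathbb E\mathcal E}\le C\sqrt{\log n/n}.$$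
Smearing moves mass by at most $\epsilon$, so $|\int\varphi\,d(\mu-\mu_\epsilon)|\le\|\nabla\varphi\|_\infty/n$. Finally, couple $\sigma_s$ and $\sigma_t$ through the unit disc. The points $((1+s)x,(1-s)y)$ and $((1+t)x,(1-t)y)$ differ by at most $|t-s|\le\frac1n$, so $|\int\varphi\,d(\sigma_s-\sigma_t)|\le\|\nabla\varphi\|_\infty/n$. Adding the three bounds gives the claim. $\square$
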